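# Three adjacent sites determine a generic matrix product state with $2\times 2$ matrices, and two do not

## 1. States, reduced density operators, and the word "generic"

Throughout, $\langle x,y\rangle=\sum_i\bar x_iy_i$, and $|x\rangle\langle y|$ is the operator $u\mapsto x\,\langle y,u\rangle$. The entries of a vector $x\in\mathbb C^2$ are written $x(0),x(1)$, with round brackets, because the symbols $b_0,b_1$ below denote two different vectors. The line through $x\ne0$ is $[x]\in\mathbb{CP}^1$, $e_0,e_1$ is the standard basis, $E_{ab}=e_ae_b^T$, and indices $a,b,c,e$ run over $\{0,1\}$. "PD" and "psd" mean positive definite and positive semidefinite.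

**Definition 1 (matrix product state).** Let $N\ge4$, let $A_0,A_1$ be complex $2\times2$ matrices and let $b_0,b_1\in\mathbb C^2$. The translation invariant matrix product state with open boundary conditions is the vector
$$\Psi(A_0,A_1,b_0,b_1)=\sum_{i_1,\dots,i_N\in\{0,1\}} b_0^TA_{i_1}\cdots A_{i_N}b_1\,|i_1\dots i_N\rangle\in(\mathbb C^2)^{\otimes N}.$$
With $B=b_1b_0^T$ the coefficient is also $\operatorname{tr}(BA_{i_1}\cdots A_{i_N})$. The set of all such vectors is $\mathrm{OB}(2,2,N)$.

*Example.* For $A_0=E_{00}$, $A_1=E_{11}$, $b_0=(1,1)^T$, $b_1=(1,\omega)^T$ a product $A_{i_1}\cdots A_{i_N}$ vanishes unless all indices agree, so $\Psi=|0\dots0\rangle+\omega|1\dots1\rangle$. For $A_0=I$, $A_1=E_{01}$, $b_0=e_0$, $b_1=e_1$ the coefficient is $1$ if exactly one index equals $1$ and is $0$ otherwise. Replacing $b_0$ by $\alpha b_0$ multiplies $\Psi$ by $\alpha$, so $\mathrm{OB}(2,2,N)$ is closed under scaling.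

**Definition 2 (reduced density operator).** For a set $S$ of sites, $\rho_S(\Psi)$ is the partial trace of $|\Psi\rangle\langle\Psi|$ over the sites not in $S$. For $S=\{1,2,3\}$ its entries are
$$\sum_{i_4,\dots,i_N}\Psi_{j_1j_2j_3i_4\dots i_N}\overline{\Psi_{k_1k_2k_3i_4\dots i_N}} .$$

For each assignment $i$ of values to the sites outside $S$, let $\psi_i$ be the slice of $\Psi$ at $i$, a vector on the sites of $S$. Then $\rho_S(\Psi)=\sum_i|\psi_i\rangle\langle\psi_i|$. We have $\langle u,\rho_Su\rangle=\sum_i|\langle\psi_i,u\rangle|^2$, so the kernel of $\rho_S$ is the orthogonal complement of the span of the $\psi_i$. As $\rho_S$ is Hermitian,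
$$\operatorname{ran}\rho_S(\Psi)=\operatorname{span}\{\psi_i\}.\tag{1}$$

*Example.* For $\Psi=|0\dots0\rangle+\omega|1\dots1\rangle$, $|\omega|=1$, and $S=\{1,2\}$, the nonzero slices are $|00\rangle$ and $\omega|11\rangle$, so $\rho_S=|00\rangle\langle00|+|11\rangle\langle11|$.

**Definition 3 (determined).** $\Psi\in\mathrm{OB}(2,2,N)$ is determined up to phase by $\rho_S$ if every $\Psi'\in\mathrm{OB}(2,2,N)$ with $\rho_S(\Psi')=\rho_S(\Psi)$ equals $e^{i\theta}\Psi$ for some real $\theta$. We say "determined" for short; competitors are always taken inside $\mathrm{OB}(2,2,N)$.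

*Example.* If $S$ is the set of all sites, $\rho_S=|\Psi\rangle\langle\Psi|$ and every state is determined. In contrast $|0\dots0\rangle+|1\dots1\rangle$ is not determined by any $S$ that omits a site: the states $|0\dots0\rangle+\omega|1\dots1\rangle$, $|\omega|=1$, lie in $\mathrm{OB}(2,2,N)$ and all have the same $\rho_S$.

**Definition 4 (generic).** A property holds for a generic state if it holds for $\Psi(A_0,A_1,b_0,b_1)$ for all parameters in $\mathbb C^{12}\cong\mathbb R^{24}$ outside some proper real-algebraic subset of $\mathbb R^{24}$.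

*Example.* "$\det A_0\ne0$" holds generically: exclude $|\det A_0|^2=0$. "$|\operatorname{tr}A_0|<1$" holds on a non-empty open set but not generically, and neither does its negation. So "it is not true that a generic state is determined" is weaker than "a generic state is not determined".

**Definition 5 (chain).** A chain of $k$ adjacent sites is a set $\{m,m+1,\dots,m+k-1\}\subseteq\{1,\dots,N\}$.

*Example.* For $N=4$ the chains of three sites are $\{1,2,3\}$ and $\{2,3,4\}$. Of the three chains of two sites, $\{1,2\}$ and $\{3,4\}$ are end chains and $\{2,3\}$ is inner.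

## 2. The conjecture for chains of one, two and three sites

How many adjacent sites must we see to recover the whole state? Andrew Critch and Jason Morton, in "Algebraic Geometry of Matrix Product States", arXiv:1210.2812 (2012), conjecture that a generic $N$-qubit ($D=d=2$) translation invariant matrix product state with open boundary conditions is determined up to phase by a reduced density operator which traces out all but a chain of three adjacent sites, but no fewer. Precisely, for every $N\ge4$:

(i) for every chain $S$ of three adjacent sites, a generic state in $\mathrm{OB}(2,2,N)$ is determined up to phase by $\rho_S$;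

(ii) for no chain $S$ of one or two adjacent sites is it true that a generic state in $\mathrm{OB}(2,2,N)$ is determined up to phase by $\rho_S$.

The conjecture is true for every $N\ge 4$. We shall prove two theorems.

**Theorem A.** Let $N\ge4$. There is a proper real-algebraic subset of $\mathbb R^{24}$ (explicitly, the set where one of the conditions (g1)–(g3) of Section 3 fails) outside of which $\Psi$ is determined by $\rho_S$ for every $S$ containing three adjacent sites.

**Theorem B.** Let $N\ge4$ and let $S$ be a chain of one or two sites. The set of parameters whose state is determined by $\rho_S$ has empty interior in $\mathbb R^{24}$, and is contained in a proper real-algebraic subset.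

Theorem A gives (i). Theorem B gives (ii): if a generic state were determined, the determined set would contain the complement of a proper real-algebraic set, hence an open ball. Theorem B says more, namely that a generic state is *not* determined. So a chain of $k$ sites determines a generic state if $k\ge3$ and fails to determine a generic state if $k\le2$. A third statement, Theorem C in Section 10, describes the generic fibre for the two end chains.

Two remarks are used throughout.

(M) If $S\subset S'$ and $\Psi$ is determined by $\rho_S$, it is determined by $\rho_{S'}$, since $\rho_S$ is a partial trace of $\rho_{S'}$.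

(R) Transposing a scalar gives $b_0^TA_{i_N}\cdots A_{i_1}b_1=b_1^TA_{i_1}^T\cdots A_{i_N}^Tb_0$. So reversing the chain turns $\Psi(A_0,A_1,b_0,b_1)$ into $\Psi(A_0^T,A_1^T,b_1,b_0)$ and maps $\mathrm{OB}(2,2,N)$ to itself.

## 3. Diagonalizing the pencil $A_0,A_1$

If both matrices were diagonal, the sum defining $\Psi$ would be trivial to handle. We cannot make them diagonal by one similarity, but we can if we multiply by different matrices on the two sides. Suppose

(g1) $\det A_0\ne0$, and $M=A_0^{-1}A_1$ has $\delta:=(\operatorname{tr}M)^2-4\det M\ne0$.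

Then $M=Q^{-1}\operatorname{diag}(\mu_0,\mu_1)Q$ with $\mu_0\neq\mu_1$. Put
$$P=A_0Q^{-1},\qquad v_a=(1,\mu_a)\in\mathbb C^2,\qquad D_j=\operatorname{diag}(v_0(j),v_1(j)).$$
Here $D_0=I$ and $D_1=\operatorname{diag}(\mu_0,\mu_1)$, so $PD_0Q=A_0$ and $PD_1Q=A_0M=A_1$: $A_j=PD_jQ$. Put $G=QP=QA_0Q^{-1}\in GL_2$, $b=P^Tb_0$, $c=Qb_1$ and $V=[v_0\;v_1]\in GL_2$. The coefficient of $\Psi$ at $|i_1\dots i_N\rangle$ is
$$b_0^TPD_{i_1}(QP)D_{i_2}(QP)\cdots D_{i_N}Qb_1=\sum_{a_1,\dots,a_N}b(a_1)v_{a_1}(i_1)G_{a_1a_2}v_{a_2}(i_2)\cdots G_{a_{N-1}a_N}v_{a_N}(i_N)c(a_N).$$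
Since $V|a\rangle=v_a$, this says
$$\Psi=V^{\otimes N}\Phi,\qquad \Phi_{a_1\dots a_N}=b(a_1)\,G_{a_1a_2}G_{a_2a_3}\cdots G_{a_{N-1}a_N}\,c(a_N).\tag{2}$$
Conversely, for any $v_0,v_1$, any $G\in GL_2$ and any $b,c$, the state (2) lies in $\mathrm{OB}(2,2,N)$: take $A_j=D_jG$ and boundary vectors $b$ and $G^{-1}c$. The other conditions are

(g2) all entries of $G,b,c$ are nonzero;

(g3) $\langle v_0,v_1\rangle\ne0$.

*Example.* Let $A_0=\begin{pmatrix}2&1\\1&1\end{pmatrix}$, $A_1=A_0\operatorname{diag}(0,1)$, $b_0=b_1=(1,1)^T$. Then $M=\operatorname{diag}(0,1)$, $Q=I$, $P=G=A_0$, $v_0=(1,0)$, $v_1=(1,1)$, $b=(3,2)$, $c=(1,1)$ and $\langle v_0,v_1\rangle=1$. All three conditions hold.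

**The conditions are generic.** We rewrite them as non-vanishing of polynomials in the parameters. Let
$$\operatorname{adj}(A_0)=(\det A_0)A_0^{-1},\qquad T=\operatorname{tr}(\operatorname{adj}(A_0)A_1),\qquad \widehat\delta=T^2-4\det A_0\det A_1=(\det A_0)^2\delta ;$$
these are polynomials, and (g1) reads $\det A_0\ne0$, $\widehat\delta\ne0$. Assume (g1).

- In the eigenbasis of $M$ the matrix $A_0$ becomes $G$, and $[G,\operatorname{diag}(\mu_0,\mu_1)]_{ab}=G_{ab}(\mu_b-\mu_a)$. So $\det[A_0,M]=G_{01}G_{10}(\mu_1-\mu_0)^2=G_{01}G_{10}\,\delta$. Hence $G_{01}G_{10}=\det[A_0,\operatorname{adj}(A_0)A_1]/\widehat\delta$, and $G_{00}G_{11}=\det A_0+G_{01}G_{10}$. Both are nonzero exactly when certain polynomials are.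
- We have $b(a)=(b_0^TA_0)(Q^{-1}e_a)$, and the $Q^{-1}e_a$ are the eigenvectors of $M$. A row $x$ annihilates an eigenvector of $M$ if and only if $x$ and $xM$ are dependent: if $xu=0$ with $u$ an eigenvector, then $xMu=0$ too; conversely $x=0$, or $xM=\lambda x$ and $x$ kills the eigenvector of the other eigenvalue. So $b(0)b(1)\ne0$ if and only if the rows $b_0^TA_0$ and $b_0^TA_0M=b_0^TA_1$ are independent.
- We have $\det(c,\operatorname{diag}(\mu_0,\mu_1)c)=c(0)c(1)(\mu_1-\mu_0)$, and this equals $\det Q\,\det(b_1,Mb_1)$. So $c(0)c(1)\ne0$ if and only if $\det(A_0b_1,A_1b_1)\ne0$.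
- Let $t=\operatorname{tr}M$, $d=\det M$. From $|\mu_0+\mu_1|^2=|t|^2$ and $|\mu_0-\mu_1|^2=|\delta|$ we get $4\operatorname{Re}(\bar\mu_0\mu_1)=|t|^2-|\delta|$, so
$$|\langle v_0,v_1\rangle|^2=|1+\bar\mu_0\mu_1|^2=1+|d|^2+\tfrac12(|t|^2-|\delta|).$$
Thus (g3) says $|\delta|^2\ne(2+2|d|^2+|t|^2)^2$. Multiplying by $|\det A_0|^4$, it says $|\widehat\delta|^2\ne(2|\det A_0|^2+2|\det A_1|^2+|T|^2)^2$.

So the parameters violating (g1)–(g3) form the zero set of a product of real polynomials. It is proper by the example above.

**Reversal.** Transposing $A_j=PD_jQ$ gives $A_j^T=Q^TD_jP^T$. So reversal replaces $(V,G,b,c)$ by $(V,G^T,c,b)$, and (g1)–(g3) are invariant under it.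

## 4. Gram matrices of the outer blocks

Let $S$ be a chain with $n$ sites to its left and $n'$ sites to its right. The outer sites enter $\rho_S$ only through two $2\times2$ Gram matrices, which we now compute. For a state (2) define vectors on $k$ sites by $\ell_a^{(0)}=b(a)$, $r_c^{(0)}=c(c)$ and
$$\ell_a^{(k+1)}=\sum_eG_{ea}\,\ell_e^{(k)}\otimes v_e,\qquad r_c^{(k+1)}=\sum_eG_{ce}\,v_e\otimes r_e^{(k)} .$$
The vector $\ell^{(n)}_a$ collects everything to the left of $S$ when the first site of $S$ carries the index $a$, and $r_c^{(n')}$ everything to the right when the last site carries $c$. Put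
$$L^{(k)}_{aa'}=\langle\ell^{(k)}_{a'},\ell^{(k)}_a\rangle,\qquad K^{(k)}_{cc'}=\langle r^{(k)}_{c'},r^{(k)}_c\rangle,\qquad\Gamma_{ab}=\langle v_a,v_b\rangle .$$
For instance
$$L^{(k+1)}_{aa'}=\sum_{e,e'}G_{ea}\overline{G_{e'a'}}\,\langle\ell_{e'}^{(k)},\ell_e^{(k)}\rangle\langle v_{e'},v_e\rangle=\sum_{e,e'}G_{ea}\,L^{(k)}_{ee'}\,\Gamma_{e'e}\,\overline{G_{e'a'}} .$$
Write $X\circ Y$ for the entrywise (Schur) product, e.g. $\begin{pmatrix}2&1\\1&1\end{pmatrix}\circ\begin{pmatrix}1&i\\-i&3\end{pmatrix}=\begin{pmatrix}2&i\\-i&3\end{pmatrix}$. Then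
$$L^{(0)}=bb^*,\quad L^{(k+1)}=G^T(L^{(k)}\circ\Gamma^T)\overline G;\qquad K^{(0)}=cc^*,\quad K^{(k+1)}=G(K^{(k)}\circ\Gamma^T)G^*.\tag{3}$$

Recall that the Schur product of PD matrices is PD; for $2\times2$ matrices this is $X_{00}X_{11}Y_{00}Y_{11}>|X_{01}|^2|Y_{01}|^2$. The matrix $\Gamma$ is PD, being the Gram matrix of independent vectors. Under (g2), $bb^*\circ\Gamma^T=\operatorname{diag}(b)\,\Gamma^T\operatorname{diag}(b)^*$ is PD. So
$$L^{(k)}\text{ and }K^{(k)}\text{ are PD for }k\ge1.\tag{4}$$
Under (g3) all entries of $\Gamma$ are nonzero, and $G\in GL_2$, so the linear maps in (3) are bijections of the space of $2\times2$ matrices.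

**A case by hand: $v_0\perp v_1$.** Here (g3) fails and $\Gamma$ is diagonal. By (3), $L^{(1)}$ depends only on $|b(0)|,|b(1)|$, so if $n\ge1$ then replacing $b(1)$ by $e^{i\varphi}b(1)$ changes no $\rho_S$, although it changes $\Psi$ by more than a phase when the entries of $G,b,c$ are nonzero and $e^{i\varphi}\ne1$. The same holds for $c$ if $n'\ge1$. A chain of three sites has $n+n'=N-3\ge1$, so such states are not determined by any chain of three sites. In this sense (g3) is needed.

**A first approach: read the matrices off the range.** By (1), $\operatorname{ran}\rho_S$ is spanned by slices of $\Psi$, and these have a visible matrix product structure. Try two inner sites: $\Psi=\sum_{a,c}G_{ac}\,\ell_a\otimes v_a\otimes v_c\otimes r_c$, so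
$$\rho_S=\sum L_{aa'}K_{cc'}\,G_{ac}\overline{G_{a'c'}}\;|v_a\otimes v_c\rangle\langle v_{a'}\otimes v_{c'}| .$$
If $n,n'\ge1$, then $L,K$ are PD by (4), so $L\otimes K$ is invertible, and all $G_{ac}\ne0$. Hence $\rho_S$ is invertible, its range is all of $\mathbb C^2\otimes\mathbb C^2$, and the range contains no information at all. This is where the approach stops for two sites. For three inner sites the range has dimension $4$ inside a space of dimension $8$, and we shall see that this subspace reveals $v_0$, $v_1$ and most of $G$.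

## 5. Recovering a diagonalizable pencil from a subspace

The next lemma makes the last sentence precise. A competitor $\Psi'$ comes with arbitrary matrices $A_0',A_1'$, possibly singular or not diagonalizable, and the lemma forces them into the form $P'D_jQ'$ with the *same* $D_j$.

**Lemma 1.** Let $v_0,v_1\in\mathbb C^2$ be independent, $D_j=\operatorname{diag}(v_0(j),v_1(j))$, $q\ge1$, and
$$\mathcal R=\mathcal R_0\otimes v_0\oplus\mathcal R_1\otimes v_1\subset(\mathbb C^2)^{\otimes q}\otimes\mathbb C^2,\qquad\dim\mathcal R_0=\dim\mathcal R_1=k\ge1,\quad\mathcal R_0\cap\mathcal R_1=0 .$$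
Let $A_0',A_1'\in M_2(\mathbb C)$, let $\mathcal X'\subset\mathbb C^2$ be a subspace with $\dim\mathcal X'\le k$, and let
$$\Lambda:\mathcal X'\otimes\mathbb C^2\to(\mathbb C^2)^{\otimes(q+1)},\qquad x\otimes y\mapsto\sum x^TA'_{j_1}\cdots A'_{j_q}A'_l\,y\;|j_1\dots j_q\,l\rangle .$$
If $\mathcal R\subset\operatorname{im}\Lambda$, then $\Lambda$ is injective, $\operatorname{im}\Lambda=\mathcal R$, $\dim\mathcal X'=k$, and $A_j'=P'D_jQ'$ for some $P',Q'\in GL_2$.

The hypothesis $\mathcal R_0\cap\mathcal R_1=0$ is exactly what fails for two inner sites, where $q=1$ and $\mathcal R_0=\mathcal R_1=\mathbb C^2$.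

**Step 1: dimensions.** This step gives the first three claims. We have $2k=\dim\mathcal R\le\dim\operatorname{im}\Lambda\le2\dim\mathcal X'\le2k$, so all are equalities.

**Step 2: product vectors in $\mathcal R$.** This step shows that $\mathcal R$ remembers the lines $[v_0],[v_1]$. Let $0\ne\theta\otimes u\in\mathcal R$ with $u=\alpha v_0+\beta v_1$. Then $\alpha\theta\in\mathcal R_0$ and $\beta\theta\in\mathcal R_1$. If $\alpha\beta\ne0$, then $\theta\in\mathcal R_0\cap\mathcal R_1=0$, a contradiction. So $[u]\in\{[v_0],[v_1]\}$. Moreover $\{\theta:\theta\otimes v_c\in\mathcal R\}=\mathcal R_c$, because $v_0,v_1$ are independent.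

It remains to study $\det(xA_0'+yA_1')$, a binary quadratic form in $(x,y)$. Steps 3–5 exclude every case but the last.

**Step 3: the form is not identically zero.** Suppose it is. Then $A_0',A_1'$ have rank at most one, $A_j'=p_jq_j^T$, and $\det(xA_0'+yA_1')=xy\det(p_0,p_1)\det(q_0,q_1)$. So $p_0,p_1$ are dependent or $q_0,q_1$ are, and there is a fixed $r\neq 0$ with $A_j'=u_jr^T$ for both $j$, or $A_j'=ru_j^T$ for both $j$. In the first case $\Lambda(x\otimes y)$ depends on $y$ only through $r^Ty$, so $\Lambda$ kills $x\otimes y$ for any $x\ne0$ and $y\ne0$ with $r^Ty=0$, contradicting injectivity. In the second,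
$$x^TA'_{j_1}\cdots A'_{j_q}A'_ly=(x^Tr)\Big(\prod_{i\le q}u_{j_i}^Tr\Big)(u_l^Ty),$$
so $\operatorname{im}\Lambda\subset\omega\otimes\mathbb C^2$ with $\omega=\sum\prod_{i\le q}(u_{j_i}^Tr)|j_1\dots j_q\rangle$. As $\mathcal R_c\otimes v_c\subset\omega\otimes\mathbb C^2$, we get $\mathcal R_0,\mathcal R_1\subset\mathbb C\omega$. Both have dimension $k\ge1$, so they coincide, contradicting $\mathcal R_0\cap\mathcal R_1=0$.

**Step 4: $A_0',A_1'$ are independent.** Suppose the form is not zero but $A_j'=\alpha_jB$. Then $\operatorname{im}\Lambda\subset\mathbb C\alpha^{\otimes(q+1)}$ has dimension at most $1<2k$, a contradiction.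

**Step 5: the form has no double root.** Suppose it has one. Choose an invertible member $C$ of the pencil. The span of $C^{-1}A_0',C^{-1}A_1'$ contains $I$ and some $Z$ independent of $I$, and a double root means that $Z$ has a single eigenvalue $\lambda$. Then $Z-\lambda I$ is a nonzero nilpotent matrix, similar to $E_{01}$. Hence
$$A_j'=P'(\alpha_jI+\beta_jE_{01})Q',\qquad P',Q'\in GL_2,$$
and $\alpha,\beta\in\mathbb C^2$ are independent because $A_0',A_1'$ are. Put $\tau_e(x)=\sum x^TA'_{j_1}\cdots A'_{j_q}P'e_e\,|j_1\dots j_q\rangle$. Since $(\alpha_lI+\beta_lE_{01})e_0=\alpha_le_0$ and $(\alpha_lI+\beta_lE_{01})e_1=\alpha_le_1+\beta_le_0$, applying $\Lambda$ to $x_0\otimes Q'^{-1}e_0+x_1\otimes Q'^{-1}e_1$ gives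
$$\mathcal R=\{(\tau_0(x_0)+\tau_1(x_1))\otimes\alpha+\tau_0(x_1)\otimes\beta:\ x_0,x_1\in\mathcal X'\}.$$
The vectors $v_0,v_1$ are not both multiples of $\alpha$; choose $c$ with $v_c=\lambda'\alpha+\nu\beta$, $\nu\ne0$. If $\theta\in\mathcal R_c$, then $\theta\otimes v_c\in\mathcal R$, so
$$\nu\theta=\tau_0(x_1),\qquad\lambda'\theta=\tau_0(x_0)+\tau_1(x_1)\tag{5}$$
for some $x_0,x_1\in\mathcal X'$. Thus $\mathcal R_c\subset\tau_0(\mathcal X')$. Since $\dim\mathcal R_c=k=\dim\mathcal X'$, equality holds and $\tau_0$ is injective on $\mathcal X'$. Now let $x_1\in\mathcal X'$ be arbitrary. Then $\theta=\nu^{-1}\tau_0(x_1)$ lies in $\mathcal R_c$, and by injectivity the vector $x_1$ in (5) is the given one. The second equation in (5) gives $\tau_1(x_1)=\lambda'\theta-\tau_0(x_0)\in\tau_0(\mathcal X')$. Therefore $\mathcal R\subset\tau_0(\mathcal X')\otimes\mathbb C^2$, so $\mathcal R_0,\mathcal R_1\subset\tau_0(\mathcal X')$, and both equal it by dimension. This contradicts $\mathcal R_0\cap\mathcal R_1=0$.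

**Step 6: two distinct roots.** This step identifies the pencil in the only remaining case. As in Step 5, but with $Z$ diagonalizable, $A_j'=P'\operatorname{diag}(v_0'(j),v_1'(j))Q'$. The form is a nonzero multiple of the product of $xv_c'(0)+yv_c'(1)$, $c=0,1$, so distinct roots mean that $v_0',v_1'$ are independent. For $0\ne x\in\mathcal X'$ and $y=Q'^{-1}e_c$, the vector $\Lambda(x\otimes y)$ has the form $\theta\otimes v_c'$, and it is nonzero by injectivity. By Step 2, $[v_c']\in\{[v_0],[v_1]\}$. Since $[v_0']\ne[v_1']$, after a permutation (absorbed in $P',Q'$) and a rescaling (a diagonal factor absorbed in $P'$) we have $v_c'=v_c$. $\square$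

## 6. Three adjacent sites: proof of Theorem A

By (M) it suffices to treat $S=\{m,m+1,m+2\}$. Put $n=m-1$, $n'=N-m-2$, so $n+n'=N-3\ge1$. By (R), and since (g1)–(g3) are invariant under reversal, we may assume $n'\ge1$. Let $\Psi$ satisfy (g1)–(g3), with normal form (2).

**Step 1: $\rho_S$ in terms of Gram matrices.** This step isolates the unknowns. Let
$$m_{ac}=\sum_bG_{ab}G_{bc}v_b,\qquad e_{ac}=v_a\otimes m_{ac}\otimes v_c .$$
Then $\Psi=\sum_{a,c}\ell_a\otimes e_{ac}\otimes r_c$ with $\ell_a=\ell_a^{(n)}$, $r_c=r_c^{(n')}$. With $L=L^{(n)}$ and $K=K^{(n')}$,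
$$\rho_S=\sum L_{aa'}K_{cc'}\,|e_{ac}\rangle\langle e_{a'c'}|.\tag{6}$$
By (4), $K$ is PD, and $L$ is PD if $n\ge1$; if $n=0$, $L=bb^*$. All $m_{ac}$ are nonzero, since their coordinates $G_{ab}G_{bc}$ are. As the $v_a\otimes v_c$ are independent, so are the four vectors $e_{ac}$.

**Step 2: the range.** This step verifies the hypotheses of Lemma 1. Let $E$ be the injective map $e_a\otimes e_c\mapsto e_{ac}$. Then (6) says $\rho_S=E(L\otimes K)E^*$, and $E^*$ is surjective, so $\mathcal R:=\operatorname{ran}\rho_S=E(\operatorname{ran}L\otimes\mathbb C^2)$. Hence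
$$\mathcal R=\mathcal R_0\otimes v_0\oplus\mathcal R_1\otimes v_1,\qquad\mathcal R_c=\Big\{\sum_ax(a)\,v_a\otimes m_{ac}:x\in\operatorname{ran}L\Big\},$$
where $\operatorname{ran}L=\mathbb Cb$ if $n=0$ and $\mathbb C^2$ if $n\ge1$. Let $k=\dim\operatorname{ran}L$. Since the $m_{ac}$ are nonzero, $\dim\mathcal R_c=k$. In the basis $v_0,v_1$ the matrix with columns $m_{a0},m_{a1}$ is $\operatorname{diag}(G_{a0},G_{a1})\,G$, so
$$\det(m_{a0},m_{a1})=G_{a0}G_{a1}\det G\ne0 .$$
If $\sum_ax(a)v_a\otimes m_{a0}=\sum_ay(a)v_a\otimes m_{a1}$, then $x(a)m_{a0}=y(a)m_{a1}$ for each $a$, hence $x=y=0$. So $\mathcal R_0\cap\mathcal R_1=0$.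

**Step 3: the competitor has the same $D_j$.** Let $\Psi'=\Psi(A_0',A_1',b_0',b_1')$ be any element of $\mathrm{OB}(2,2,N)$ with $\rho_S(\Psi')=\rho_S(\Psi)$. By (1) its range $\mathcal R$ is spanned by the vectors $\sum x^TA'_{j_1}A'_{j_2}A'_{j_3}y\,|j_1j_2j_3\rangle$ with
$$x^T=b_0'^TA'_{i_1}\cdots A'_{i_n},\qquad y=A'_{i_{m+3}}\cdots A'_{i_N}b_1' .$$
Let $\mathcal X'$ be the span of these $x$. If $n=0$, $\mathcal X'=\mathbb Cb_0'$ has dimension at most $1=k$; if $n\ge1$, $\dim\mathcal X'\le2=k$. Lemma 1 with $q=2$ applies: $A_j'=P'D_jQ'$, $\dim\mathcal X'=k$ and $\mathcal R=\operatorname{im}\Lambda$. Put $G'=Q'P'\in GL_2$, $b'=P'^Tb_0'$, $c'=Q'b_1'$. As in Section 3, $\Psi'=V^{\otimes N}\Phi'$ with $\Phi'$ given by (2) with $G',b',c'$.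

**Step 4: comparing $\mathcal R_c$.** This step turns the equality of ranges into equations for $G'$. For $x\in\mathcal X'$ and $\tilde x=P'^Tx$,
$$\Lambda(x\otimes Q'^{-1}e_c)=\sum_a\tilde x(a)\,v_a\otimes m'_{ac}\otimes v_c,\qquad m'_{ac}=\sum_bG'_{ab}G'_{bc}v_b .$$
Since $\mathcal R=\operatorname{im}\Lambda$ and $v_0,v_1$ are independent,
$$\mathcal R_c=\Big\{\sum_a\tilde x(a)\,v_a\otimes m'_{ac}:\tilde x\in P'^T\mathcal X'\Big\}.$$

**Step 5: $G'$ is $G$ up to a diagonal conjugation and a scalar.** We claim that
$$G'_{ab}=h\,s_aG_{ab}s_b^{-1}\quad\text{for some }h,s_0,s_1\in\mathbb C^*.\tag{7}$$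

*Case $n\ge1$.* Here $P'^T\mathcal X'=\mathbb C^2$. By Step 2, $\mathcal R_c\cap(v_a\otimes\mathbb C^2)$ is the line spanned by $v_a\otimes m_{ac}$. It contains $v_a\otimes m'_{ac}$ by Step 4, and $m'_{ac}\ne0$ because $\dim\mathcal R_c=2$. So $m'_{ac}=\lambda_{ac}m_{ac}$ with $\lambda_{ac}\ne0$, that is, $G'_{ab}G'_{bc}=\lambda_{ac}G_{ab}G_{bc}$ for all $a,b,c$. All $G'_{ab}$ are therefore nonzero, and $h_{ab}=G'_{ab}/G_{ab}$ satisfies $h_{ab}h_{bc}=\lambda_{ac}$ for every $b$. Thus $h_{a0}h_{0c}=h_{a1}h_{1c}$. For $(a,c)=(0,0)$ this is $h_{00}^2=h_{01}h_{10}$; for $(a,c)=(0,1)$ it is $h_{00}h_{01}=h_{01}h_{11}$, so $h_{00}=h_{11}$. Put $h=h_{00}$, $s_0=1$, $s_1=h/h_{01}$. Then $hs_0/s_1=h_{01}$ and $hs_1/s_0=h^2/h_{01}=h_{10}$, which is (7).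

*Case $n=0$.* Here $P'^T\mathcal X'=\mathbb Cb'$, and both descriptions of the line $\mathcal R_c$ give $b'(a)G'_{ab}G'_{bc}=\lambda_c\,b(a)G_{ab}G_{bc}$ for all $a,b,c$, with $\lambda_c\ne0$. All $b'(a)$ and $G'_{ab}$ are nonzero. With $\beta_a=b'(a)/b(a)$ and $h_{ab}$ as before, $\beta_ah_{ab}h_{bc}=\lambda_c$. So $h_{bc}/\lambda_c=1/(\beta_ah_{ab})$ does not depend on $c$; call it $\sigma_b$, so $h_{bc}=\sigma_b\lambda_c$. Substituting, $\beta_a\sigma_a\lambda_b\sigma_b=1$ for all $a,b$. Hence $h:=\lambda_b\sigma_b$ is independent of $b$, and $h_{bc}=h\lambda_c/\lambda_b$. Put $s_b=1/\lambda_b$.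

**Step 6: the boundary vectors.** This step uses the operator $\rho_S$ itself and no longer only its range. Put $\tilde b(a)=b'(a)s_a$ and $\tilde c(a)=h^{N-1}s_a^{-1}c'(a)$. In the product (2) for $\Phi'$ the inner factors $s$ cancel by (7), so $\Phi'$ is (2) with $(\tilde b,G,\tilde c)$. Hence (6) and (3) hold for $\Psi'$ with the same $e_{ac},G,\Gamma$ and some psd matrices $L',K'$. Independence of the $e_{ac}$ gives $L\otimes K=L'\otimes K'$. All four traces are positive, since the matrices are psd and nonzero. Taking the trace over the second factor gives $L'=\tau L$ with $\tau=\operatorname{tr}K/\operatorname{tr}K'>0$, and then $K'=\tau^{-1}K$. The maps in (3) are linear bijections, so undoing them yields $\tilde b\tilde b^*=\tau bb^*$ and $\tilde c\tilde c^*=\tau^{-1}cc^*$. So $\tilde b=\sqrt\tau e^{i\theta}b$ and $\tilde c=\tau^{-1/2}e^{i\theta'}c$, and $\Psi'=e^{i(\theta+\theta')}\Psi$. This proves Theorem A. $\blacksquare$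

## 7. A family for two sites, and four explicit states with the same $\rho_{\{2,3\}}$

For two sites we look for many states with equal $\rho_S$. We fix everything that $\rho_S$ could plausibly fix and vary the rest.

**The family.** Fix independent $v_0,v_1$ and $w\in\mathbb C\setminus\{0,1\}$; let $\Gamma_{ab}=\langle v_a,v_b\rangle$, $W=(w^{ab})=\begin{pmatrix}1&1\\1&w\end{pmatrix}\in GL_2$ and $\Delta_z=\operatorname{diag}(1,z)$. For $z\in\mathbb C^*$ and nonzero $b,c\in\mathbb C^2$ let
$$\Psi(z,b,c)=V^{\otimes N}\Phi,\qquad\Phi_{a_1\dots a_N}=b(a_1)\,c(a_N)\,z^{a_2+\dots+a_{N-1}}\,w^{a_1a_2+\dots+a_{N-1}a_N}.\tag{8}$$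
This is (2) with $G=W\Delta_z$, that is $G_{ab}=w^{ab}z^b$, and with $c$ replaced by $\Delta_z^{-1}c$. So it lies in $\mathrm{OB}(2,2,N)$.

**Separation.** We claim:
$$\text{if }b(0)b(1)c(0)c(1)\ne0\text{ and }\Psi(z',b',c')=e^{i\theta}\Psi(z,b,c),\text{ then }z'=z,\ [b']=[b],\ [c']=[c].\tag{9}$$
Indeed $V^{\otimes N}$ is injective and $\Phi_{0\dots0}=b(0)c(0)\ne0$. The quotients $\Phi_{a_1\dots a_N}/\Phi_{0\dots0}$ at the index strings with a single $1$, at site $1$, $N$, $2$ respectively, are $b(1)/b(0)$, $c(1)/c(0)$, $z$, and they agree for the two states.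

**Reduced operators.** Define
$$T(X)=W(X\circ\Gamma^T)W^*,\qquad E_z(X)=\Delta_zT(X)\Delta_z^* .$$
Let $S=\{m,m+1\}$ with $2\le m\le N-2$, $n=m-1\ge1$, $n'=N-m-1\ge1$. Sites $m$ and $m+1$ are interior, so they carry weights $z^a$, $z^c$, which we put into the left and right vectors: $\ell_a^{(1)}=z^a\sum_ew^{ea}b(e)v_e$ and $\ell_a^{(k+1)}=z^a\sum_ew^{ea}\ell_e^{(k)}\otimes v_e$. The computation of (3), with $W$ symmetric, shows that each step applies $E_z$ to the Gram matrix. The right side is analogous. Hence
$$\rho_S(\Psi(z,b,c))=\sum L_{aa'}K_{cc'}\,w^{ac}\bar w^{a'c'}\,|v_a\otimes v_c\rangle\langle v_{a'}\otimes v_{c'}|,\quad L=E_z^n(bb^*),\ K=E_z^{n'}(cc^*).\tag{10}$$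
For $m=1$, site $1$ carries the weight $b(a)$ and no $z$, so (10) holds with $L=bb^*$, $K=E_z^{N-2}(cc^*)$. Since the vectors $w^{ac}v_a\otimes v_c$ are independent, $\rho_S$ and $L\otimes K$ determine each other.

**Positivity.** We need to know where these Gram matrices live. Let $X\ne0$ be psd. From $|X_{01}|^2\le X_{00}X_{11}$,
$$\det(X\circ\Gamma^T)=X_{00}X_{11}\Gamma_{00}\Gamma_{11}-|X_{01}|^2|\Gamma_{01}|^2\ge X_{00}X_{11}\det\Gamma .$$
If $X_{00}X_{11}>0$, then $X\circ\Gamma^T$ and $T(X)$ are PD. Otherwise $X=X_{ee}E_{ee}$ for some $e$, and $T(X)=X_{ee}\Gamma_{ee}(We_e)(We_e)^*$ has rank one; the entries of $We_e$ are nonzero. In all cases $T(X)_{00},T(X)_{11}>0$. The ratio $T(X)_{11}/T(X)_{00}$ is continuous and positive on the compact set of psd matrices of trace $1$, and invariant under scaling $X$, so there is $\kappa>1$ with $\kappa^{-1}\le T(X)_{11}/T(X)_{00}\le\kappa$ for all psd $X\ne0$. Hence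
$$\kappa^{-1}|z|^2\le\frac{E_z(X)_{11}}{E_z(X)_{00}}\le\kappa|z|^2.\tag{11}$$
Since $E_z(X)$ has positive diagonal, $E_z^n(X)$ is PD for every psd $X\ne0$ if $n\ge2$. For $n=1$, $E_z(bb^*)$ is PD if $b(0)b(1)\ne0$ and has rank one otherwise.

Let $\mathcal H$ be the set of PD Hermitian $2\times2$ matrices of trace $1$, an open ball in a real affine space of dimension $3$, and write $[X]=X/\operatorname{tr}X$ for nonzero psd $X$. Let $\mathbb T=\{[b]\in\mathbb{CP}^1:b(0)b(1)\ne0\}$, $P_1=\mathbb T$, and $P_n=\mathbb{CP}^1$ for $n\ge2$. We have smooth maps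
$$f_n:\mathbb C^*\times P_n\to\mathcal H,\qquad f_n(z,[b])=[E_z^n(bb^*)].$$

**Counting parameters.** For the end chain $\{1,2\}$ fix $b$. The free parameters $(z,[c])\in\mathbb C^*\times\mathbb{CP}^1$ have real dimension $4$, and up to scale $\rho_S$ records only $f_{N-2}(z,[c])\in\mathcal H$, of dimension $3$. So $f_{N-2}$ cannot be injective on an open set, and this will settle the end chains. For an inner chain the parameters $(z,[b],[c])$ have real dimension $6$, and the data $(f_n(z,[b]),f_{n'}(z,[c]))\in\mathcal H\times\mathcal H$ also have dimension $6$. The count is balanced, it is compatible with a map that is injective on an open set, and it proves nothing. Here counting stops.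

**Four sites by hand.** Take $N=4$, $S=\{2,3\}$, so $n=n'=1$. Given $L\in\mathcal H$ and $z$, there is $[b]$ with $[E_z(bb^*)]=L$ if and only if the matrix $Y=T^{\,\circ}$-preimage, that is
$$Y=W^{-1}\Delta_z^{-1}L(\Delta_z^{-1})^*(W^{-1})^*,$$
equals a multiple of $bb^*\circ\Gamma^T$. Assume $\Gamma_{01}\ne0$. Dividing entrywise by $\Gamma^T$ must give a rank-one psd matrix. As $Y$ is PD, the diagonal of the quotient is automatically positive, and the only condition is that its determinant vanish:
$$|Y_{01}|^2=g\,Y_{00}Y_{11},\qquad g=\frac{|\Gamma_{01}|^2}{\Gamma_{00}\Gamma_{11}} .\tag{12}$$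
This is one real equation on $z$, and it determines $[b]\in\mathbb T$ once $z$ is given. It defines a set $C_L\subset\mathbb C^*$ in the plane of $u=1/z$, closed in $\mathbb C^*$ and, by (11), contained in a compact subset of $\mathbb C^*$, so compact. Likewise $K$ gives $C_K$, and the states of the family with data $(L,K)$ correspond to the points of $C_L\cap C_K$.

Now choose numbers: $v_0=(1,0)$, $v_1=(1,\sqrt3)$, $w=-1$. Then $\Gamma=\begin{pmatrix}1&1\\1&4\end{pmatrix}$, $g=\frac14$, $W=\begin{pmatrix}1&1\\1&-1\end{pmatrix}$, $W^{-1}=\frac12W$. Scaling $L,K$ does not matter here, so take $L=I$ and $K=\begin{pmatrix}1&1/\sqrt6\\1/\sqrt6&1/3\end{pmatrix}$, which is PD since $\frac13>\frac16$. Write $u=x+iy$, $r=|u|^2$.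

For $L$: $Y=\frac14W\operatorname{diag}(1,r)W$ has $Y_{00}=Y_{11}=\frac14(1+r)$, $Y_{01}=\frac14(1-r)$, and (12) is $(1-r)^2=\frac14(1+r)^2$, i.e. $3r^2-10r+3=0$. So $C_L$ consists of the circles $r=3$ and $r=\frac13$.

For $K$: $Y=\frac14W\begin{pmatrix}1&\bar u/\sqrt6\\u/\sqrt6&r/3\end{pmatrix}W$ has $Y_{00},Y_{11}=\frac14\big(1+\frac r3\pm\frac{2x}{\sqrt6}\big)$ and $Y_{01}=\frac14\big(1-\frac r3+\frac{2iy}{\sqrt6}\big)$, so (12) reads
$$\Big(1-\frac r3\Big)^2+\frac23y^2=\frac14\Big(\Big(1+\frac r3\Big)^2-\frac23x^2\Big).$$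
On $r=3$ it becomes $x^2+4y^2=6$, which with $x^2+y^2=3$ gives $y^2=1$, $x^2=2$. On $r=\frac13$ the left side is at least $\frac{64}{81}$ and the right side at most $\frac{25}{81}$. So $C_L\cap C_K$ has exactly the four points $u=\pm\sqrt2\pm i$, all signs allowed.

The states are explicit: $z=1/u=\bar u/3$; $b=(1,-\frac12)$ for all four, since $Y\circ(1/\Gamma_{ba})_{ab}=\begin{pmatrix}1&-1/2\\-1/2&1/4\end{pmatrix}$ when $L=I$, $r=3$; and with $s=u/\sqrt6$,
$$cc^*=\frac12\begin{pmatrix}1+\operatorname{Re}s&i\operatorname{Im}s\\-i\operatorname{Im}s&\frac14(1-\operatorname{Re}s)\end{pmatrix},\qquad(\operatorname{Re}s)^2=\tfrac13,\quad(\operatorname{Im}s)^2=\tfrac16,$$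
whose determinant is $\frac14\big(\frac14\cdot\frac23-\frac16\big)=0$. By (10) these four states in $\mathrm{OB}(2,2,4)$ have the same $\rho_{\{2,3\}}$, and by (9) they are pairwise different up to phase.

A single example does not exclude an open set of determined states elsewhere, nor does it treat all $N$ and $m$. But the number *four* is suggestive. When $C_L$ and $C_K$ are smooth and meet transversally, they are compact smooth curves in a plane, hence closed curves, and closed curves in the plane cross an even number of times. An even number is not $1$. For general $n,n'$ we replace this by a parity count for the map $(z,\beta,\gamma)\mapsto(f_n(z,\beta),f_{n'}(z,\gamma))$.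

## 8. Proper maps that miss a point have even fibres

**Definition 6 (proper map, regular value).** A continuous map $F$ between manifolds is proper if preimages of compact sets are compact; equivalently, whenever $F(x_k)$ converges in the target, $(x_k)$ has a convergent subsequence in the source. A point $y$ is a regular value of a smooth $F$ if $dF_x$ is surjective for every $x\in F^{-1}(y)$; otherwise $y$ is a critical value.

*Example.* $x\mapsto x^2$ is proper on $\mathbb R$; its regular values are all $y\ne0$. The inclusion $(0,1)\to\mathbb R$ is not proper.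

A proper map has closed image: if $F(x_k)\to y$, a subsequence of $x_k$ converges to some $x$, and $y=F(x)$. We use these textbook facts: Sard's theorem (critical values of a smooth map have measure zero); the constant rank theorem (near a point where the rank is locally constant $r$, the map is $(x_1,\dots,x_d)\mapsto(x_1,\dots,x_r,0,\dots,0)$ in suitable coordinates); and the classification of compact $1$-manifolds with boundary (finite unions of circles and closed intervals, so an even number of boundary points).

**Lemma 2.** Let $\mathcal M$ be a smooth $d$-manifold without boundary, $\mathcal Y$ a convex open subset of $\mathbb R^d$, and $F:\mathcal M\to\mathcal Y$ smooth, proper and not surjective. Then every regular value of $F$ has an even number of preimages.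

Both hypotheses matter. The map $x\mapsto x^2$ on $\mathbb R$ is proper and not surjective, and has $0$ or $2$ preimages at regular values. The identity of $\mathbb R$ is surjective and has one; the inclusion $(0,1)\to\mathbb R$ is not proper and has one over points of $(0,1)$.

*Proof.* **Step 1: a family of arcs.** This step sets up paths that can be perturbed. Let $y_1$ be a regular value and $y_0\in\mathcal Y\setminus F(\mathcal M)$. For small $s\in\mathbb R^d$, $|s|<\varepsilon$, the arc
$$\gamma_s(t)=(1-t)y_0+ty_1+t(1-t)s,\qquad t\in[0,1],$$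
stays in $\mathcal Y$, because the segment is compact and $\mathcal Y$ is convex and open.

**Step 2: a transverse arc.** This step chooses $s$. The map $\mathcal F(t,s,x)=F(x)-\gamma_s(t)$ on $(0,1)\times\{|s|<\varepsilon\}\times\mathcal M$ is a submersion to $\mathbb R^d$, since its $s$-derivative is $-t(1-t)I$. So $\mathcal Z=\mathcal F^{-1}(0)$ is a manifold. By Sard, the projection $\mathcal Z\to\{|s|<\varepsilon\}$ has a regular value $s$; fix it. We claim that $h(t,x)=F(x)-\gamma_s(t)$ has surjective differential at every zero with $0<t<1$. Given $\zeta\in\mathbb R^d$, choose $(\dot t,\dot s,\dot x)$ with $d\mathcal F(\dot t,\dot s,\dot x)=\zeta$. Since $s$ is a regular value, there is a tangent vector $(t^\sharp,\dot s,x^\sharp)$ of $\mathcal Z$ with the same $\dot s$, and $d\mathcal F$ kills it. The difference $(\dot t-t^\sharp,0,\dot x-x^\sharp)$ is mapped to $\zeta$, so $dh$ is surjective.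

**Step 3: a compact $1$-manifold.** This step counts. Let $Z=\{(t,x)\in[0,1]\times\mathcal M:F(x)=\gamma_s(t)\}$. For $0<t<1$ it is a $1$-manifold by Step 2. Near $t=0$ it is empty, because $F(\mathcal M)$ is closed and misses $y_0$. At $(1,x)$ with $F(x)=y_1$ the differential $dF_x$ is invertible, so near this point the implicit function theorem writes $Z$ as $\{(t,x(t))\}$ with $t\le1$, a half-open arc ending at $(1,x)$. So $Z$ is a $1$-manifold with boundary $\{1\}\times F^{-1}(y_1)$. It is closed in $[0,1]\times F^{-1}(\gamma_s([0,1]))$, which is compact since $F$ is proper. Hence $Z$ is compact and $|F^{-1}(y_1)|$ is even. $\square$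

**Lemma 3.** Let $U$ be a non-empty open subset of a smooth $d$-manifold and $f$ a smooth injective map from $U$ to an $e$-manifold. Then $e\ge d$, and if $e=d$ then $f$ maps some non-empty open $U'\subset U$ diffeomorphically onto an open set.

*Proof.* Let $r\le e$ be the maximal rank of $df$ on $U$. It is attained on a non-empty open set, where the rank is constant. In the coordinates of the constant rank theorem $f$ can be injective only if $r=d$. So $d\le e$, and if $d=e$ the inverse function theorem gives $U'$. $\square$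

**Lemma 4.** The map $f_n:\mathbb C^*\times P_n\to\mathcal H$ is proper.

*Proof.* Let $f_n(z_k,\beta_k)\to Y\in\mathcal H$. Since $0<Y_{11}/Y_{00}<\infty$, (11) (applied with $X=E_{z_k}^{n-1}(bb^*)$, $[b]=\beta_k$) keeps $z_k$ in a compact subset of $\mathbb C^*$. Pass to a subsequence with $z_k\to z\in\mathbb C^*$ and $\beta_k\to\beta=[b]\in\mathbb{CP}^1$. By continuity $Y=[E_z^n(bb^*)]$. If $n=1$ and $\beta\notin\mathbb T$, this matrix has rank one, contradicting $Y\in\mathcal H$. So $(z,\beta)\in\mathbb C^*\times P_n$. $\square$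

## 9. One and two sites: proof of Theorem B

By (M), if a state is determined by $\rho_S$ for a one-site chain $S$, it is determined by a two-site chain containing it. So let $S=\{m,m+1\}$.

**Lemma 5.** Let $B\subset\mathbb C^{12}$ be non-empty and open. Then for some independent $v_0,v_1$ with $\langle v_0,v_1\rangle\ne0$ and some $w\ne0,1$ there is a non-empty open $U\subset\mathbb C^*\times\mathbb T\times\mathbb T$ such that for each $(z,[b],[c])\in U$ a nonzero multiple of $\Psi(z,b,c)$ has parameters in $B$.

*Proof.* Since proper real-algebraic sets have dense complement, there is $\theta_0\in B$ satisfying (g1)–(g3), with normal form $A_j=PD_jQ$, $G,b,c$. Write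
$$G_{ab}=G_{00}\,\xi^a\eta^bw^{ab},\qquad\xi=\frac{G_{10}}{G_{00}},\quad\eta=\frac{G_{01}}{G_{00}},\quad w=\frac{G_{00}G_{11}}{G_{01}G_{10}};\tag{13}$$
$w\ne0$ by (g2), and $w\ne1$ since $\det G\ne0$. For $(\zeta,\tilde b,\tilde c)$ near $(1,b,c)$ consider the parameters
$$\big(PD_j\Delta_\zeta Q,\ (P^{-1})^T\tilde b,\ Q^{-1}\Delta_\zeta^{-1}\tilde c\big).\tag{14}$$
They depend continuously on $(\zeta,\tilde b,\tilde c)$ and equal $\theta_0$ at $(1,b,c)$, so they lie in $B$ nearby. In (14) the role of $Q$ is played by $\Delta_\zeta Q$, so the state is (2) with $(\tilde b,\Delta_\zeta G,\tilde c)$, where $(\Delta_\zeta G)_{ab}=G_{00}(\xi\zeta)^a\eta^bw^{ab}$. In the product $\prod_{i=1}^{N-1}(\Delta_\zeta G)_{a_ia_{i+1}}$ an interior site contributes $(\xi\eta\zeta)^{a_i}$, site $1$ contributes $(\xi\zeta)^{a_1}$ and site $N$ contributes $\eta^{a_N}$. So the state equals $G_{00}^{N-1}\Psi(z',b',c')$ with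
$$z'=\xi\eta\zeta,\qquad b'(a)=(\xi\zeta)^a\tilde b(a),\qquad c'(a)=\eta^a\tilde c(a).$$
The map $(\zeta,\tilde b,\tilde c)\mapsto(z',b',c')$ is a local diffeomorphism, and $x\mapsto[x]$ is open. So $(\zeta,\tilde b,\tilde c)\mapsto(z',[b'],[c'])$ is open near the base point, and we take $U$ to be the image of a small neighborhood. Rescaling $b'$ and $c'$ only multiplies the state by a nonzero number. $\square$

**Step 1: passing to the family.** This step sets up the contradiction. Assume that the states with parameters in some non-empty open $B$ are all determined by $\rho_S$, and apply Lemma 5. If $\alpha\Psi$ with $\alpha\ne0$ is determined and $\rho_S(\Psi')=\rho_S(\Psi)$, then $\rho_S(\alpha\Psi')=\rho_S(\alpha\Psi)$ with $\alpha\Psi'\in\mathrm{OB}(2,2,N)$, so $\Psi'$ is $\Psi$ up to phase. Hence every $\Psi(z,b,c)$ with $(z,[b],[c])\in U$ is determined.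

**Step 2: end chains.** Here the count $4>3$ is decisive. By (R) (the reversal of parameters is a homeomorphism of $\mathbb C^{12}$) let $S=\{1,2\}$. Choose $b$ such that $U_b=\{(z,\gamma):(z,[b],\gamma)\in U\}$ is non-empty; it is open in the $4$-manifold $\mathbb C^*\times\mathbb T$. Suppose $(z,[c]),(z',[c'])\in U_b$ have equal $f_{N-2}$. Rescale $c'$ by a positive number so that the matrices $K$ coincide. By (10), $\Psi(z,b,c)$ and $\Psi(z',b,c')$ have the same $\rho_S$, so they agree up to phase, and (9) gives $(z,[c])=(z',[c'])$. Thus $f_{N-2}$ is injective on $U_b$, a smooth map from a $4$-manifold to the $3$-manifold $\mathcal H$. This contradicts Lemma 3.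

**Step 3: inner chains, the map $F$.** Let $2\le m\le N-2$, $n=m-1$, $n'=N-m-1$. We check the hypotheses of Lemma 2 for
$$F:\mathcal M=\mathbb C^*\times P_n\times P_{n'}\to\mathcal H\times\mathcal H,\qquad F(z,\beta,\gamma)=(f_n(z,\beta),f_{n'}(z,\gamma)).$$
Source and target have dimension $6$, and $\mathcal H\times\mathcal H$ is a convex open subset of a $6$-dimensional affine space. $F$ is proper: if $F(z_k,\beta_k,\gamma_k)$ converges, Lemma 4 gives a subsequence along which $(z_k,\beta_k)$ converges in $\mathbb C^*\times P_n$ and then a further one along which $(z_k,\gamma_k)$ converges in $\mathbb C^*\times P_{n'}$. $F$ is not surjective: the two components share the same $z$. Suppose $F(z,\beta,\gamma)=(L,K)$ with $L_{11}/L_{00}=1$ and $K_{11}/K_{00}>\kappa^2$. Then (11) gives $|z|^2\le\kappa$ from $L$ and $|z|^2\ge\kappa^{-1}K_{11}/K_{00}>\kappa$ from $K$, a contradiction; diagonal matrices provide such $(L,K)\in\mathcal H\times\mathcal H$. By Lemma 2 every regular value of $F$ has an even number of preimages.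

**Step 4: over $U$ the fibres are single points.** This is where determinedness enters, and the competitor ranges over all of $\mathcal M$. Let $x=(z,[b],[c])\in U$ and $x'=(z',[b'],[c'])\in\mathcal M$ with $F(x')=F(x)$. Rescale $b',c'$ so that $L'=L$, $K'=K$. By (10), $\rho_S(\Psi(z',b',c'))=\rho_S(\Psi(z,b,c))$. As $\Psi(z,b,c)$ is determined, the two states agree up to phase. Since $[b],[c]\in\mathbb T$, (9) gives $x'=x$. So $F^{-1}(F(x))=\{x\}$.

**Step 5: the contradiction.** In particular $F$ is injective on $U$, so by Lemma 3 it maps some non-empty open $U'\subset U$ onto an open set. By Sard's theorem $F(U')$ contains a regular value $y$ of $F$. By Step 4, $|F^{-1}(y)|=1$, which is odd, contradicting Step 3. So the determined set has empty interior.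

**Step 6: from empty interior to a proper algebraic set.** A semialgebraic set is a finite union of sets defined by finitely many polynomial equations and strict inequalities, for example a closed disc in $\mathbb R^2$. By Tarski–Seidenberg, a set defined by a formula with polynomial conditions and quantifiers over real variables is semialgebraic. The determined set is
$$\{\theta:\forall\theta'\,[\rho_S(\Psi(\theta'))=\rho_S(\Psi(\theta))\Rightarrow\exists u\in\mathbb C,\ |u|=1,\ \Psi(\theta')=u\Psi(\theta)]\},$$
so it is semialgebraic. A semialgebraic subset of $\mathbb R^{24}$ with empty interior has dimension less than $24$, and so has its real Zariski closure (Bochnak–Coste–Roy, *Real Algebraic Geometry*, §2.8). For example, the closure of $[0,1]\times\{0\}\subset\mathbb R^2$ is a line. (Semialgebraicity is needed: $\mathbb Z\subset\mathbb R$ has empty interior, but its Zariski closure is $\mathbb R$.) So the determined set lies in a proper real-algebraic subset. This proves Theorem B, and with Theorem A both parts of the conjecture, for every $N\ge4$.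 $\blacksquare$

## 10. Circles in the generic fibre of an end chain

For end chains we can describe the failure exactly. For a state satisfying (g1)–(g3), write $G$ as in (13). The computation in Lemma 5 with $\zeta=1$ shows that, up to a scalar, $\Psi=\Psi(z,\hat b,\hat c)$ in the family (8) given by $(v_0,v_1,w)$, with
$$z=\xi\eta,\qquad\hat b(a)=\xi^ab(a),\qquad\hat c(a)=\eta^ac(a).$$

**Theorem C.** Let $S=\{1,2\}$ (for $\{N-1,N\}$ reverse the chain). For $\Psi$ satisfying (g1)–(g3), the fibre of $\rho_S|_{\mathrm{OB}(2,2,N)}$ through $\Psi$, modulo $S^1$, is in bijection with the compact set $f_{N-2}^{-1}\big(f_{N-2}(z,[\hat c])\big)\subset\mathbb C^*\times\mathbb{CP}^1$. For generic $\Psi$ this set is a finite non-empty disjoint union of circles.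

Note $N-2\ge2$, so $P_{N-2}=\mathbb{CP}^1$. Absorb the scalar in $\hat c$, so that $\Psi=\Psi(z,\hat b,\hat c)$.

**Step 1: every competitor lies in the family with the same $v_0,v_1,w,[\hat b]$.** Let $\phi_c=\sum_ab(a)G_{ac}v_a$. Then $\Psi=\sum_c\phi_c\otimes v_c\otimes r_c^{(N-2)}$, and the Gram matrix of the $r_c$ is PD, so $\operatorname{ran}\rho_S(\Psi)=\mathbb C\phi_0\otimes v_0\oplus\mathbb C\phi_1\otimes v_1$. The vectors $\phi_0,\phi_1$ are independent, because their coordinate matrix has determinant $b(0)b(1)\det G\ne0$. Let $\Psi'=\Psi(A_0',A_1',b_0',b_1')$ have $\rho_S(\Psi')=\rho_S(\Psi)$. By (1) the hypotheses of Lemma 1 hold with $q=1$, $k=1$, $\mathcal R_c=\mathbb C\phi_c$, $\mathcal X'=\mathbb Cb_0'$, so $A_j'=P'D_jQ'$. With $G'=Q'P'$, $b'=P'^Tb_0'$, $c'=Q'b_1'$, comparing $\mathcal R_c$ as in Section 6 gives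
$$b'(a)G'_{ac}=\lambda_c\,b(a)G_{ac},\qquad\lambda_c\ne0 .$$
So all $b'(a),G'_{ac}$ are nonzero. In the quotient $w'=G'_{00}G'_{11}/(G'_{01}G'_{10})$ extend numerator and denominator by $b'(0)b'(1)$: the factors $\lambda_0\lambda_1$ and then $b(0)b(1)$ cancel, and $w'=w$. Also
$$\frac{\hat b'(1)}{\hat b'(0)}=\frac{b'(1)G'_{10}}{b'(0)G'_{00}}=\frac{b(1)G_{10}}{b(0)G_{00}}=\frac{\hat b(1)}{\hat b(0)} .$$
Since $\Psi'\ne0$, $c'\ne0$. Hence $\Psi'=\Psi(z',\hat b,\hat c')$ for some $z'\in\mathbb C^*$ and $\hat c'\ne0$, scalars being absorbed in $\hat c'$.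

**Step 2: the fibre is a fibre of $f_{N-2}$.** By (10), $\rho_S$ and $\hat b\hat b^*\otimes K$ determine each other. So $\rho_S(\Psi')=\rho_S(\Psi)$ if and only if the matrices $K$ coincide, which forces $f_{N-2}(z',[\hat c'])=f_{N-2}(z,[\hat c])$. Conversely, each $(z',[\hat c'])$ with this property gives, after scaling $\hat c'$ (unique up to phase), a state in the fibre. Distinct pairs give states that differ by more than a phase. Indeed $\hat b(0)\ne0$, so $[\hat c']$ is read off from $\Phi_{0\dots0}=\hat b(0)\hat c'(0)$ and $\Phi_{0\dots01}=\hat b(0)\hat c'(1)$. Then choose $a_N$ with $\hat c'(a_N)\ne0$; with $a_1=0$ and $a_3=\dots=a_{N-1}=0$, the quotient of the entries at $a_2=1$ and $a_2=0$ is $z'$. (Since $N\ge4$, site $3$ is interior, and $a_1=a_3=0$ keeps $w$ out of this quotient.) The fibre of $f_{N-2}$ is compact by Lemma 4. This proves the first assertion.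

**Step 3: for fixed $z$ the map is an embedding of a sphere.** From here on $f=f_{N-2}$, and $v_0,v_1,w$ are fixed with $\langle v_0,v_1\rangle\ne0$. This step bounds the rank of $df$ from below. The map $A=E_z^{N-2}$ is a linear bijection of Hermitian matrices, because all entries of $\Gamma$ are nonzero, and $\operatorname{tr}A(X)>0$ for psd $X$ of trace $1$. The map $X\mapsto A(X)/\operatorname{tr}A(X)$ is injective there: $A(X)=tA(X')$ gives $X=tX'$, and traces give $t=1$. It is an immersion: if $\operatorname{tr}Y=0$ and the derivative at $X$ in direction $Y$ vanishes, then $A(Y)=tA(X)$ for some $t$, so $Y=tX$, and traces give $t=0$, $Y=0$. Restricting to the sphere of matrices $bb^*/\|b\|^2$, we see that $f(z,\cdot)$ is an injective immersion of $\mathbb{CP}^1$. So $\Sigma_z=f(z,\mathbb{CP}^1)$ is a compact connected embedded surface, and $df$ has rank at least $2$ everywhere.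

**Step 4: $df$ has rank $3$ somewhere.** Suppose not; then the rank is constantly $2$. By the constant rank theorem each $(z,\gamma)$ has a neighborhood whose image lies in a small embedded disc through $f(z,\gamma)$. Since $f(z,\cdot)$ is an immersion into this disc near $\gamma$, it covers a neighborhood of $f(z,\gamma)$ in the disc. So after shrinking, the image of the neighborhood of $(z,\gamma)$ lies in $\Sigma_z$. Finitely many such neighborhoods cover $\{z\}\times\mathbb{CP}^1$, so $\Sigma_{z'}\subset\Sigma_z$ for $z'$ near $z$. Now $\Sigma_{z'}$ is compact, and it is open in $\Sigma_z$ by the inverse function theorem; as $\Sigma_z$ is connected, $\Sigma_{z'}=\Sigma_z$. Thus $\Sigma_z$ is locally constant in $z$, hence constant on the connected set $\mathbb C^*$. But by (11) the ratio $Y_{11}/Y_{00}$ on $\Sigma_z$ is at most $\kappa|z|^2$, which tends to $0$ as $z\to0$, whereas it is positive on a fixed non-empty set. This is a contradiction.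

**Step 5: almost every point lies over a regular value.** Let $C$ be the critical set of $f$. In each of the two standard charts $\mathbb C^*\times\mathbb C$ of $\mathbb C^*\times\mathbb{CP}^1$, the sum of the squares of the $3\times3$ minors of $df$ is real-analytic. The set where the rank is $3$ is open and non-empty, so it meets both charts, which are dense. So this function is not identically zero on either connected chart, and its zero set has measure zero. Hence $C$ has measure zero. By Sard $f(C)$ has measure zero. Off $C$ the map is a submersion, so $f^{-1}(f(C))\setminus C$ has measure zero too. So for almost every $(z,\gamma)$ the value $f(z,\gamma)$ is regular. Its fibre is then a non-empty compact manifold of dimension $4-3=1$ without boundary, i.e. a finite non-empty disjoint union of circles.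

**Step 6: genericity in the parameters.** This step transfers "almost every $(z,\gamma)$" to "generic $\Psi$". The normal form involves the order of $\mu_0,\mu_1$ and the choice of $Q$. Fix the order by requiring $\mu_0$ to precede $\mu_1$ lexicographically in (real part, imaginary part); the opposite order is treated in the same way, and the union of the two exceptional sets is still contained in a proper real-algebraic set. With the order fixed, $Q$ is unique up to $Q\mapsto\operatorname{diag}(s_0,s_1)Q$. This changes $G_{ab}$ to $s_aG_{ab}/s_b$, $b(a)$ to $b(a)/s_a$ and $c(a)$ to $s_ac(a)$, so $\xi\mapsto\xi s_1/s_0$ and $\eta\mapsto\eta s_0/s_1$. Hence $w$ and $z$ do not change, $\hat b\mapsto\hat b/s_0$ and $\hat c\mapsto s_0\hat c$. So $z$, $w$, $[\hat c]$ are functions of the parameters.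

Let $\mathfrak B$ be the set of parameters satisfying (g1)–(g3) for which $f(z,[\hat c])$ is a critical value of the map $f$ belonging to $(v_0,v_1,w)$. In charts of $\mathbb{CP}^1$ the map $f$ is rational in real and imaginary parts, so $\mathfrak B$ is defined by a formula with polynomial conditions and real quantifiers, and is semialgebraic. Suppose it contained a non-empty open $B$. Apply the construction of Lemma 5 to $B$. The parameters (14) have $A_0^{-1}A_1=(\Delta_\zeta Q)^{-1}D_0^{-1}D_1(\Delta_\zeta Q)$, so the eigenvalues and their order do not change; the vectors $v_0,v_1$ and the number $w$ do not change either, and the data $z,[\hat c]$ of the new parameters are $z',[c']$. They satisfy (g1)–(g3) near the base point. So for all $(z,[b],\gamma)\in U$ the value $f(z,\gamma)$ is critical. The projection of $U$ to the coordinates $(z,\gamma)$ is a non-empty open set lying over critical values, which contradicts Step 5. So $\mathfrak B$ is semialgebraic with empty interior and, as in Step 6 of Section 9, lies in a proper real-algebraic subset.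 Outside this set and outside the exceptional set of (g1)–(g3), Step 5 shows that the fibre is a finite non-empty disjoint union of circles. $\blacksquare$
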